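# Overlap polynomials and the cost of non-adaptive phase identification

## 1. The overlap polynomial of a single layer

Write $e(x)=e^{2\pi i x}$ throughout, and let $\|x\|$ be the distance from the real number $x$ to the nearest integer. Take probability weights $p_0,\dots,p_N$, that is, $p_w\ge 0$ and $\sum_w p_w=1$, and form
$$P(\theta)=\sum_{w=0}^{N}p_w\,e(w\theta).\tag{1}$$
This trigonometric polynomial has nonnegative coefficients, all its frequencies lie in $\{0,\dots,N\}$, and $P(0)=1$. Everything today turns on one question about it: how small can $|P|$ be away from $0$, and on which sets, when $N$ is limited?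

Here is what it is for. Let $U_\phi=\mathrm{diag}(1,e(\phi))$ be the single-qubit phase gate with $\phi\in[0,1)$. Its eigenstate $|1\rangle$ has eigenvalue $e(\phi)$. Suppose we are allowed one layer of $N$ applications of $U_\phi$, all at the same time on distinct qubits, each possibly controlled by other qubits (controls in the computational basis). Each application is an operator $e^{2\pi i\phi\Pi}$ with $\Pi$ a projector that is diagonal in the computational basis. For the plain gate, $\Pi=|1\rangle\langle1|$ on the target qubit. For the controlled gate, $\Pi$ projects onto "control is on and target is $1$". These operators commute, so the layer is $e^{2\pi i\phi W}$ where $W$ is a sum of $N$ commuting projectors. Its eigenvalues $w$ lie in $\{0,1,\dots,N\}$.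

Let $\psi$ be the state fed into the layer (purified if it is mixed), let $p_w$ be the squared norm of the component of $\psi$ in the eigenspace $W=w$, and let $\psi_\phi=e^{2\pi i\phi W}\psi$. Then
$$\langle\psi_\phi|\psi_{\phi'}\rangle=\langle\psi|e^{2\pi i(\phi'-\phi)W}|\psi\rangle=\sum_w p_w\,e(w(\phi'-\phi))=P(\phi'-\phi).$$

Conversely, every choice of weights occurs. Feed $\sum_w\sqrt{p_w}\,|1^w0^{N-w}\rangle$ into $N$ uncontrolled gates. The basis vector $|1^w0^{N-w}\rangle$ picks up the phase $e(w\phi)$, and we get exactly $(1)$. So, as far as overlaps are concerned, a one-layer procedure with $N$ calls is the same thing as a polynomial of the form $(1)$.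

For example, with $N=2$ and weights $(\frac13,\frac13,\frac13)$ we have $P(\theta)=\frac13(1+e(\theta)+e(2\theta))$, which vanishes at $\theta=\frac13$ and $\theta=\frac23$. Two calls in one layer therefore send the phases $0,\frac13,\frac23$ to three mutually orthogonal states.

## 2. Identifying a phase from a finite set

**Definition (the task).** A phase-set is a finite $F\subset[0,1)$ with $|F|\ge2$. Under the promise $\phi\in F$, we must output $\phi$ with as few applications of $U_\phi$ (possibly controlled by other qubits) as possible. Put $\delta(F)=\min\{\|\phi-\phi'\|:\phi,\phi'\in F\text{ distinct}\}$. This reads the quantity $|\phi-\phi'|\bmod 1$ as circular distance, so $\delta(F)\le\frac12$.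

**Definition (algorithms).** An adaptive algorithm is a quantum circuit on any number of qubits, started in a fixed state, that interleaves arbitrary $\phi$-independent unitaries with applications of (controlled-)$U_\phi$ and ends with a measurement whose outcome is the output. A non-adaptive algorithm prepares an arbitrary $\phi$-independent state, makes all its (controlled-)$U_\phi$ applications in parallel in a single layer on distinct qubits, then applies a $\phi$-independent unitary and measures. The cost is the number of applications of $U_\phi$. The algorithm has error probability $\varepsilon$ on $F$ if for every $\phi\in F$ it outputs $\phi$ with probability at least $1-\varepsilon$.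

The problem comes from Noah Linden and Ronald de Wolf, "Adaptive quantum phase estimation can be better than non-adaptive", arXiv:2511.05372 (2025). In plain words: is there one constant $C$ such that adaptivity never saves more than a factor $C$, whatever the phase-set? Precisely, the statement to prove or disprove is this. There is a constant $C$ such that, for every sequence of phase-sets $(F_n)$ (no relation assumed between $n$ and $\delta(F_n)$), if there are adaptive algorithms for $F_n$ with cost $T_n$ and error $\varepsilon_n\to0$, then there are non-adaptive algorithms for $F_n$ with cost at most $C\,T_n$ and error $\varepsilon_n'\to0$.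

Four facts are given with the problem.

1. Any adaptive algorithm for $F$ with error $o(1)$ (as $\delta(F)\to0$) needs at least $(\frac12-o(1))/\delta(F)$ applications.
2. If all phases in $F$ are $k$-bit numbers and $\delta(F)=2^{-k}$, parallelized standard $k$-bit phase estimation is non-adaptive and exact with $2^k-1$ applications. For such $F$ the advantage is asymptotically at most a factor $2$.
3. There are phase-sets for which adaptive algorithms with error $o(1)$ beat non-adaptive ones by a factor approaching $2$.
4. For general $F$, phase estimation with $t$ bits returns an estimate with additive error at most $2^{-k}$ (mod 1), except with probability $O(2^{k-t})$. Take $2^{-k}$ a constant factor below $\delta(F)/2$ and $t=k+b(k)$ with any $b(k)\to\infty$. This gives a non-adaptive algorithm with error $o(1)$ and cost $2^{k+b(k)}-1$. So the advantage is at most an arbitrarily slowly growing function of $1/\delta(F)$.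

The answer is that the statement is false: no universal constant exists. We shall also see exactly how the advantage depends on the error level. At error $\varepsilon$ the worst-case advantage is $\frac1\pi\ln\frac1\varepsilon+O(1)$.

**What a small error says about overlaps.** Let $\psi,\psi'$ be pure states belonging to different labels, and suppose a measurement names the right label with probability at least $1-\varepsilon$ on each, with $\varepsilon\le\frac12$. The event "the output is the label of $\psi$" has probability at least $1-\varepsilon$ on $\psi$ and at most $\varepsilon$ on $\psi'$. For pure states no event can have probabilities that differ by more than the trace distance $\sqrt{1-|\langle\psi|\psi'\rangle|^2}$. So this number is at least $1-2\varepsilon\ge0$, and squaring gives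
$$|\langle\psi|\psi'\rangle|\le s(\varepsilon):=2\sqrt{\varepsilon(1-\varepsilon)}.\tag{2}$$
For a non-adaptive algorithm with error $\varepsilon\le\frac12$ this reads $|P(\phi'-\phi)|\le s(\varepsilon)$ for all distinct $\phi,\phi'\in F$, with one and the same $P$ for all pairs.

**The uniform weights.** For $m\ge1$, the geometric sum and $|\sin\pi\theta|\ge2\|\theta\|$ give, for $\theta\notin\mathbb Z$,
$$\Big|\frac1m\sum_{j<m}e(j\theta)\Big|^2=\frac{\sin^2\pi m\theta}{m^2\sin^2\pi\theta}\le\frac1{4m^2\|\theta\|^2}.\tag{3}$$

**Phase estimation, with an explicit tail.** With $t$ bits one prepares $2^{-t/2}\sum_{j<2^t}e(j\phi)|j\rangle$. The qubit of binary weight $2^l$ uses $2^l$ calls, so the total is $2^t-1$. In parallel form that qubit is replaced by $2^l$ qubits in the state $(|0\cdots0\rangle+|1\cdots1\rangle)/\sqrt2$. Measuring in the Fourier basis $2^{-t/2}\sum_je(jy/2^t)|j\rangle$, $0\le y<2^t$, and reporting $y/2^t$, outcome $y$ has probability $|2^{-t}\sum_je(j(\phi-y/2^t))|^2$, to which $(3)$ applies with $m=2^t$. Let $B=2^{t-k}\ge1$. On each side of $\phi$, the outcomes at distance more than $2^{-k}$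 are at distances at least $2^{-t}(B+r)$, $r=0,1,2,\dots$. Hence
$$\Pr\big[\|y/2^t-\phi\|>2^{-k}\big]\le2\sum_{r\ge0}\frac1{4(B+r)^2}\le\frac12\Big(\frac1{B^2}+\frac1B\Big)\le2^{k-t}.\tag{4}$$

## 3. Two phases and grids

Two phases with gap $d$ come first. Put weight $\frac12$ on $0$ and $\frac12$ on $m$. Then $P(\theta)=\frac12(1+e(m\theta))$ and $|P(d)|=|\cos\pi md|$. If $1/(2d)$ is an integer, $m=1/(2d)$ gives overlap $0$, so the pair is told apart exactly by $1/(2d)$ calls in one layer. For a single pair there is nothing to gain from adaptivity beyond the $o(1)$ in Fact 1.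

Next come grids. Suppose $L\ge2$ is an integer and all differences in $F$ are multiples of $1/L$. Uniform weights on $\{0,\dots,L-1\}$ give $|P(\theta)|=|\sin\pi L\theta|/(L|\sin\pi\theta|)$, which vanishes at every non-integer multiple of $1/L$. All the states $\psi_\phi$ are orthogonal, and $L-1$ calls suffice with error zero. With $L=2^k$ this is Fact 2. With $L=K/\delta(F)$ and $K$ a fixed integer, it says that sets lying in a grid of mesh $\delta(F)/K$ cost less than $K/\delta(F)$ non-adaptively. By Fact 1 their advantage is asymptotically at most $2K$. So a counterexample cannot lie in grids of mesh $\delta/K$ with $K$ bounded.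

## 4. Gaps off the grid: where uniform and two-point weights stop working

Suppose we try to prove the conjecture. A natural non-adaptive algorithm uses uniform weights on $\{0,\dots,N\}$ with $N+1\approx K/\delta$ for some large constant $K$. This is Fact 4 with $b$ constant. It fails between the zeros. Let $K$ be a positive integer, $N+1\le K/\delta$, and consider the gap $d=(K+\frac12)/(N+1)$, which is at least $\delta$; take $N$ large enough that $d\le\frac12$. Since $|\sin\pi(N+1)d|=1$,
$$|P(d)|=\frac1{(N+1)\sin\pi d}\ge\frac1{(N+1)\pi d}=\frac1{\pi(K+\frac12)} .$$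
If $F$ contains a pair at this gap, $(2)$ keeps the error of these weights away from zero for as long as $K$ stays bounded. One may reply that other weights could do better, and for one known gap they do. But weights tuned to one gap can be useless for another. If $m=1/(2\delta)$ is an integer, the two-point weights at $0$ and $m$ are perfect at gap $\delta$, while at gap $2\delta$ they give $|\cos\pi|=1$, that is, no information at all.

Suppose instead we try to disprove the conjecture by looking at pairs. A single pair never forces more than about $1/(2\delta)$ calls, by Section 3. So a lower bound must use many pairs jointly, and the gaps must be off every coarse grid. This points to the following design. Make many pairs with different gaps, filling an interval $[\delta,n\delta]$ ever more finely on the scale of $\delta$, and put the pairs far apart. An adaptive algorithm first learns, cheaply, in which pair it is, and so knows the gap it must resolve. A non-adaptive algorithm must have one $P$ that is small at all the gaps.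

## 5. The phase-sets $F_n$

For $n\ge3$ put $\delta=\delta_n=n^{-4}$ and, for $i=0,1,\dots,n(n-1)$,
$$a_i=3n\,i\,\delta,\qquad d_i=\Big(1+\frac in\Big)\delta\in[\delta,n\delta],\qquad F_n=\{a_i,\ a_i+d_i:\ 0\le i\le n(n-1)\}.$$
Call $\{a_i,a_i+d_i\}$ cluster $i$.

For $n=3$, in units of $\delta=1/81$, the clusters are $\{0,1\}$, $\{9,10\frac13\}$, $\{18,19\frac23\}$, $\{27,29\}$, $\{36,38\frac13\}$, $\{45,47\frac23\}$, $\{54,57\}$. The gaps run from $1$ to $3$ in steps of $\frac13$.

We check the geometry. The largest element is at most $(3n^3-3n^2+n)\delta$, and $3n^3-3n^2+n\le n^4-3n^2+n<n^4$ for $n\ge3$, so $F_n\subset[0,1)$. Consecutive clusters are at distance $3n\delta-d_i\ge2n\delta$. The wrap-around gap is at least $(n^4-3n^3+3n^2-n)\delta\ge(3n^2-n)\delta\ge2n\delta$. Any arc joining two different clusters crosses one of these gaps, so points in different clusters are at circular distance at least $2n\delta$. Within cluster $i$ the distance is $d_i\le n\delta=n^{-3}<\frac12$. Hence $\delta(F_n)=\delta_n$, attained in cluster $0$.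

Section 3 applies here: all points are multiples of $\delta/n$, so $n/\delta-1$ calls suffice non-adaptively with error zero. That is a factor of order $n$ more than $1/\delta$, and not a constant factor.

**Theorem 1.** For $F_n$ there are adaptive algorithms with cost $T_n\le(\frac12+o(1))/\delta_n$ and error $\varepsilon_n\to0$. But for every constant $C$, non-adaptive algorithms for $F_n$ with cost $\le C\,T_n$ cannot have error tending to $0$, not even along a subsequence. Hence no universal constant $C$ exists.

## 6. Theorem 1: the adaptive algorithm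

**Step 1: find the cluster at cost $o(1/\delta)$.** The clusters are separated on the scale $n\delta$, which is much coarser than $\delta$, so a rough estimate is enough. The interval $[n\delta/2,n\delta)$ contains a power of two. Choose the integer $k$ with $n\delta/2\le2^{-k}<n\delta$, and let $b=\lfloor\frac12\log_2n\rfloor$. Run phase estimation with $t=k+b$ bits. By $(4)$, except with probability at most $2^{-b}\le2/\sqrt n$, the estimate $\hat\phi$ satisfies $\|\hat\phi-\phi\|\le2^{-k}<n\delta$. In that case every point of another cluster is at distance more than $2n\delta-n\delta=n\delta$ from $\hat\phi$, while $\phi$ itself is at distance less than $n\delta$. So the point of $F_n$ nearest to $\hat\phi$ lies in the correct cluster $i$. The cost is at most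
$$2^{k+b}\le\frac2{n\delta}\sqrt n=\frac2{\sqrt n\,\delta}.$$

**Step 2: decide within the pair.** Now $i$ is known, so the gap $d_i$ is known. Let $m_i$ be a nearest integer to $1/(2d_i)$. Since $1/(2d_i)\ge n^3/2>1$, we have $m_i\ge1$. Apply $U_\phi$ to a fresh qubit $(|0\rangle+|1\rangle)/\sqrt2$ exactly $m_i$ times, which gives $(|0\rangle+e(m_i\phi)|1\rangle)/\sqrt2$. Because $|m_i-\frac1{2d_i}|\le\frac12$, we have $|m_id_i-\frac12|\le d_i/2$, and the two candidate states have overlap of modulus
$$c=|\cos(\pi m_id_i)|=\big|\sin\big(\pi(m_id_i-\tfrac12)\big)\big|\le\frac{\pi d_i}2 .$$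
Two pure states with overlap modulus $c$ can, after adjusting phases, be written as $(\cos\alpha,\pm\sin\alpha)$ in a suitable orthonormal basis of a plane, with $\cos2\alpha=c$ and $0\le\alpha\le\frac\pi4$. Measure in the basis $(1,\pm1)/\sqrt2$. Each state is then recognized with probability $\frac12(\cos\alpha+\sin\alpha)^2=\frac12(1+\sin2\alpha)=\frac12(1+\sqrt{1-c^2})$. This is the Helstrom measurement. Both error probabilities equal $\frac12(1-\sqrt{1-c^2})\le\frac{c^2}2$, because $\sqrt{1-c^2}\ge1-c^2$. So the error is at most $\pi^2d_i^2/8\le\pi^2n^{-6}/8$. The cost is $m_i\le\frac1{2d_i}+\frac12\le\frac1{2\delta}+\frac12$.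

**Step 3: count honestly.** The definition wants one circuit with a measurement at the end. Keep the outcome of Step 1 in a register instead of measuring it. In Step 2 make $\max_im_i$ applications, the $j$-th one controlled on a qubit that records whether $j\le m_i$, and let the final measurement basis be controlled on $i$ as well. So $\max_im_i$ applications are charged, and altogether
$$\delta_nT_n\le\frac12+\frac{\delta_n}2+\frac2{\sqrt n}\longrightarrow\frac12,\qquad\varepsilon_n\le\frac2{\sqrt n}+\frac{\pi^2}{8n^6}\longrightarrow0.\tag{5}$$
This is the adaptive half of Theorem 1.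

## 7. Theorem 1: entire functions that are small on an interval

Suppose, for a contradiction, that for some constant $C$ and along some subsequence of $n$ there are non-adaptive algorithms for $F_n$ with cost $N_n\le C\,T_n$ and error $\varepsilon_n'\to0$. Discard finitely many $n$ so that $\varepsilon_n'\le\frac12$.

**Step 1: rescale so that the gaps have size of order one.** By $(5)$ there is a constant $\Lambda$ with $N_n\delta_n\le\Lambda$. Let $P_n$ be the overlap polynomial, with weights $p_w^{(n)}$, and put
$$f_n(z)=\sum_{w=0}^{N_n}p^{(n)}_w\,e^{2\pi i(w\delta_n)z},\qquad w\delta_n\in[0,\Lambda].$$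
Each $f_n$ is an entire function, and $f_n(t)=P_n(\delta_nt)$ for real $t$. The frequencies lie in a fixed compact interval, whatever $n$ is. This is the only place where the cost bound enters.

**Step 2: collect bounds that do not depend on $n$.** Since the weights are nonnegative with sum $1$, we have $f_n(0)=1$, $|f_n(z)|\le e^{2\pi\Lambda|\mathrm{Im}\,z|}$ for all $z\in\mathbb C$, and $|f_n'(t)|\le2\pi\Lambda$ for real $t$.

**Step 3: show that $f_n$ is small on the whole interval $[1,2]$.** Apply $(2)$ to the two phases of cluster $i$. Then $|f_n(1+\frac in)|=|P_n(d_i)|\le s(\varepsilon_n')\le2\sqrt{\varepsilon_n'}$ for $0\le i\le n(n-1)$. The points $1+\frac in$ form a mesh of step $\frac1n$ from $1$ to $n\ge3$, so every $t\in[1,2]$ is within $\frac1n$ of one of them. With the derivative bound,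
$$\sup_{t\in[1,2]}|f_n(t)|\le2\sqrt{\varepsilon_n'}+\frac{2\pi\Lambda}n\longrightarrow0.\tag{6}$$

**Step 4: pass to the limit.** Montel's theorem says that a sequence of holomorphic functions that is uniformly bounded on each compact set has a subsequence that converges uniformly on compact sets, with holomorphic limit. By Step 2 it applies, and a further subsequence of $f_n$ converges locally uniformly to an entire function $f$. By $(6)$, $f=0$ on $[1,2]$. The zeros of $f$ accumulate, so $f\equiv0$ by the identity theorem. But $f(0)=\lim f_n(0)=1$. This contradiction proves Theorem 1. $\blacksquare$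

The proof says that no bounded frequency window $[0,\Lambda]$ can carry weights whose characteristic function nearly vanishes on an interval. It gives no rate, since compactness does not say how small $|P_n|$ can be for a given $\Lambda$. Replacing compactness by Chebyshev polynomials gives the exact rate.

## 8. The sharp statements

Let $T(F,\varepsilon)$ and $N(F,\varepsilon)$ be the minimal costs of adaptive and non-adaptive algorithms for $F$ with error probability $\varepsilon$, and let $A(\varepsilon)=\sup_FN(F,\varepsilon)/T(F,\varepsilon)$.

**Theorem 2.** Let $0<\varepsilon<\frac12$ and $s=s(\varepsilon)=2\sqrt{\varepsilon(1-\varepsilon)}$.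

(a) For every $F$: $\displaystyle N(F,\varepsilon)\le\frac1{\delta(F)}\Big(\frac1{2\pi}\ln\frac1\varepsilon+\frac52\Big)$.

(b) For every $F$: $\displaystyle T(F,\varepsilon)\ge\frac1{\delta(F)}\Big(\frac12-\frac1\pi\arcsin s\Big)$.

(c) $\displaystyle\liminf_{n\to\infty}\delta_nN(F_n,\varepsilon)\ge\frac1\pi\operatorname{arccosh}\frac1s$, while $\displaystyle\limsup_{n\to\infty}\delta_nT(F_n,\varepsilon)\le\frac12$.

(d) Consequently
$$\frac2\pi\operatorname{arccosh}\frac1s\le A(\varepsilon)\le\frac{\frac1{2\pi}\ln\frac1\varepsilon+\frac52}{\frac12-\frac1\pi\arcsin s},\qquad A(\varepsilon)=\frac1\pi\ln\frac1\varepsilon+O(1)\quad(\varepsilon\to0).$$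

**Theorem 3.**

(a) Let $\varepsilon_n\to0$, and let $(F_n')$ be any phase-sets with adaptive algorithms of cost $T_n'$ and error $\varepsilon_n$. For each $C>5$ there are non-adaptive algorithms of cost $\le CT_n'$ with $\limsup$ error $\le e^{-\pi(C-5)}$. For any $\omega_n\to\infty$, cost $\le\omega_nT_n'$ suffices for error $\to0$.

(b) For the $F_n,T_n$ of Theorem 1, any non-adaptive algorithms of cost $\le CT_n$ have $\liminf$ error $\ge\frac14\operatorname{sech}^2(\pi C/2)\ge\frac14e^{-\pi C}$.

Theorems 1 and 3(a) together say that the growing factor in Fact 4 cannot be replaced by a constant, and that any factor tending to infinity suffices. Theorem 3 says what a constant factor buys. At fixed factor $C$ the worst-case achievable asymptotic error is $e^{-\pi C+O(1)}$: part (b) is the lower bound, part (a) is the upper bound for $C>5$, and for $C\le5$ the trivial bound $1$ is absorbed in the $O(1)$.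

## 9. Chebyshev polynomials with nonnegative coefficients

Recall $T_M(\cos x)=\cos Mx$ and $T_M(\cosh y)=\cosh My$. Also $T_M'=MU_{M-1}$, where $U_{M-1}(\cos x)=\sin Mx/\sin x$. We also need the following function. For $0\le u<\frac\pi2$ let
$$\gamma(u)=\ln(\sec u+\tan u)=\operatorname{arccosh}(\sec u).$$
The two expressions agree because $(\sec u+\tan u)(\sec u-\tan u)=1$, so $\cosh\gamma=\sec u$. Since $\gamma(0)=0$ and $\gamma'=\sec\ge1$, we have
$$\gamma(u)\ge u,\qquad\frac{\gamma(u)}u\to1\ (u\to0),\qquad T_M(\sec u)=\cosh(M\gamma(u))\ge\cosh(Mu).\tag{7}$$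

**Chebyshev's extremal inequality.** If $q$ is a real polynomial of degree at most $D$ with $|q|\le1$ on $[-1,1]$, then $|q(y)|\le T_D(y)$ for $y\ge1$. To recall the proof, suppose $|q(y)|>T_D(y)$; then $y>1$, since $|q(1)|\le1=T_D(1)$. The polynomial $r=\frac{T_D(y)}{q(y)}q$ satisfies $|r|<1$ on $[-1,1]$ and $r(y)=T_D(y)$. At the $D+1$ points $\cos(j\pi/D)$ (for $D\ge1$), $T_D$ takes the values $\pm1$ alternately, so $T_D-r$ has $D$ zeros in $(-1,1)$ and one more at $y$. Its degree is at most $D$, hence $T_D=r$, contradicting $|r(1)|<1=T_D(1)$. For $D=0$ the constant $T_0-r$ vanishes at $y$ and the same contradiction results.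

Chebyshev polynomials are extremal for being small on an interval and large at a point outside. But an overlap polynomial needs nonnegative coefficients. The next lemma says that we get these for free.

**Lemma A.** For $a\ge1$, $T_M(ax)=\sum_kc_kT_k(x)$ with all $c_k\ge0$, and $c_k=0$ unless $k\equiv M\pmod2$.

For example, $T_2(ax)=2a^2x^2-1=a^2T_2(x)+(a^2-1)T_0(x)$ and $T_3(ax)=4a^3x^3-3ax=a^3T_3(x)+3a(a^2-1)T_1(x)$.

**Proof.** Both $T_M(ax)$ and the $T_k$ have the parity of their degree, which gives the parity claim. Clearly $c_k=0$ for $k>M$. For nonnegativity use induction on $M$; the cases $M=0,1$ are trivial ($T_0(ax)=T_0(x)$ and $T_1(ax)=aT_1(x)$). Let $M\ge2$ and differentiate in $a$: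
$$\frac{d}{da}T_M(ax)=M\,x\,U_{M-1}(ax).$$
The polynomial $U_{M-1}$ is a nonnegative combination of the $T_k$ with $k\le M-1$. Indeed $\sin Mx/\sin x=\sum_{j=0}^{M-1}e^{i(M-1-2j)x}$ is a sum of cosines. By the induction hypothesis each $T_k(ax)$ with $k\le M-1$ is a nonnegative combination of Chebyshev polynomials in $x$, so $U_{M-1}(ax)$ is one too. Multiplication by $x=T_1$ preserves this property, since $T_1T_k=\frac12(T_{k+1}+T_{|k-1|})$. So every coefficient $c_k(a)$ has nonnegative derivative for $a\ge1$. At $a=1$ the coefficients are $1$ for $k=M$ and $0$ otherwise. Hence $c_k(a)\ge0$ for all $a\ge1$. $\square$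

**Lemma B (construction).** For $0<\beta<\frac12$ and $M\ge0$ there is $Q(\theta)=\sum_{j=0}^Mq_je(j\theta)$ with $q_j\ge0$, $\sum_jq_j=1$, $|Q|\le1$ everywhere, and $|Q(\theta)|\le1/\cosh(\pi\beta M)$ whenever $\|\theta\|\ge\beta$.

**Proof.** Put $x_0=\sec\pi\beta>1$ and
$$Q(\theta)=e(M\theta/2)\,\frac{T_M(x_0\cos\pi\theta)}{T_M(x_0)} .$$
By Lemma A with $a=x_0$, $x=\cos\pi\theta$ and $T_k(\cos\pi\theta)=\cos k\pi\theta$, the quotient equals $\sum_kc_k'\cos(k\pi\theta)$ with $c_k'\ge0$, $k\le M$, $k\equiv M\pmod2$. Setting $\theta=0$ gives $\sum_kc_k'=1$. Now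
$$e(M\theta/2)\cos(k\pi\theta)=\tfrac12\Big[e\big(\tfrac{M+k}2\theta\big)+e\big(\tfrac{M-k}2\theta\big)\Big],$$
and $\frac{M\pm k}2$ are integers in $[0,M]$. So $Q$ has nonnegative coefficients with sum $1$, and therefore $|Q|\le1$. If $\|\theta\|\ge\beta$, then $|\cos\pi\theta|\le\cos\pi\beta$, so $|x_0\cos\pi\theta|\le1$ and the numerator is at most $1$ in modulus. By $(7)$, $|Q(\theta)|\le1/T_M(x_0)\le1/\cosh(\pi\beta M)$. $\square$

For example, $M=2$ and $\beta=\frac14$ give $x_0^2=2$, $T_2(\sqrt2)=3$ and $Q(\theta)=\frac13e(\theta)(2\cos2\pi\theta+1)$, with weights $(\frac13,\frac13,\frac13)$. For $\|\theta\|\ge\frac14$ indeed $|2\cos2\pi\theta+1|\le1$, so $|Q|\le\frac13$.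

**Lemma C (limitation).** Let $S(\theta)=\sum_{j=0}^Dr_je(j\theta)$ with $r_j\ge0$, $\sum_jr_j=1$, and $|S(\theta)|\le\eta$ whenever $\|\theta\|\ge\beta$, where $0<\beta<\frac12$ and $0<\eta\le1$. Then $D\,\gamma(\pi\beta)\ge\operatorname{arccosh}(1/\eta)$.

**Proof.** Shift the frequencies so that they are symmetric about $0$, and take the real part:
$$\mathrm{Re}\big(e(-D\theta/2)S(\theta)\big)=\sum_jr_j\cos(\pi(2j-D)\theta)=q(\cos\pi\theta),\qquad q=\sum_jr_jT_{|2j-D|} .$$
The real polynomial $q$ has degree at most $D$, and $q(1)=\sum_jr_j=1$. If $|x|\le\cos\pi\beta$, then $x=\cos\pi\theta$ with $\theta\in[\beta,1-\beta]$, so $\|\theta\|\ge\beta$ and $|q(x)|\le|S(\theta)|\le\eta$. Apply the extremal inequality to $y\mapsto q(y\cos\pi\beta)/\eta$ at $y=\sec\pi\beta$. This gives $1=q(1)\le\eta\,T_D(\sec\pi\beta)=\eta\cosh(D\gamma(\pi\beta))$. $\square$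

## 10. Theorem 2(a): a non-adaptive algorithm for every phase-set

Let $\delta=\delta(F)$. The proof uses only $0<\varepsilon<1$, which we shall need in Section 13.

**Step 1: the degenerate case $\delta=\frac12$.** Three points on the circle have two at distance at most $\frac13$, so here $F=\{\phi_0,\phi_0+\frac12\}$. One application on $(|0\rangle+|1\rangle)/\sqrt2$ gives two orthogonal states, and $1<\frac52/\delta=5$. From now on $\delta<\frac12$.

**Step 2: choose the weights.** The polynomial $Q$ of Lemma B with $\beta=\delta$ makes all overlaps small. But its bound does not decay with distance, so a sum over all of $F$ would depend on $|F|$. We multiply by a Fejér factor, whose decay makes the sums converge. Put $M=\lceil\ln(1/\varepsilon)/(2\pi\delta)\rceil$, $m=\lceil1/\delta\rceil$, and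
$$P(\theta)=Q(\theta)\cdot e((m-1)\theta)\Big|\frac1m\sum_{j<m}e(j\theta)\Big|^2 .$$
Since $|\sum_{j<m}e(j\theta)|^2=\sum_{|l|<m}(m-|l|)e(l\theta)$, the second factor has nonnegative coefficients with sum $1$ and frequencies in $\{0,\dots,2(m-1)\}$. Products of polynomials with nonnegative coefficients summing to $1$ are again such. So $P$ has the form $(1)$, and using $m-1\le1/\delta$ and $1\le1/(2\delta)$,
$$N=M+2(m-1)\le\frac{\ln(1/\varepsilon)}{2\pi\delta}+1+\frac2\delta\le\frac1\delta\Big(\frac1{2\pi}\ln\frac1\varepsilon+\frac52\Big).$$

**Step 3: bound the rows of the Gram matrix.** Let $G=(\langle\psi_\phi|\psi_{\phi'}\rangle)_{\phi,\phi'\in F}$ and $\eta=1/\cosh(\pi\delta M)\le2e^{-\pi\delta M}$. Fix $\phi\in F$. On each side of $\phi$, the $r$-th nearest other point within the half circle is at distance at least $r\delta$ (count an antipodal point on one side only). There $|Q|\le\eta$, and by $(3)$ the Fejér factor is at most $\frac1{4m^2(r\delta)^2}\le\frac1{4r^2}$, because $m\delta\ge1$. So the off-diagonal entries of row $\phi$ are bounded by $\eta/(4r^2)$, with each $r\ge1$ occurring at most twice.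 With $\sum r^{-2}=\frac{\pi^2}6$ and $\sum r^{-4}=\frac{\pi^4}{90}$,
$$\sum_{\phi'\ne\phi}|G_{\phi\phi'}|\le\frac{\pi^2}{12}\eta<1,\qquad\sigma_\phi:=\sum_{\phi'\ne\phi}|G_{\phi\phi'}|^2\le\frac{\eta^2}8\cdot\frac{\pi^4}{90}=\frac{\pi^4}{720}\eta^2\le0.55\,e^{-2\pi\delta M}\le\varepsilon.\tag{8}$$
Here $4\pi^4/720\approx0.541$, and the last inequality is the choice of $M$.

**Step 4: define the measurement.** Since $G$ has unit diagonal, the first bound in $(8)$ makes it strictly diagonally dominant, hence positive definite. Put $|e_\phi\rangle=\sum_{\phi'}(G^{-1/2})_{\phi'\phi}|\psi_{\phi'}\rangle$. Writing $V$ for the matrix with columns $\psi_\phi$, we have $G=V^\dagger V$, and the $e_\phi$ are the columns of $VG^{-1/2}$. Their Gram matrix is $G^{-1/2}GG^{-1/2}=I$, so they are orthonormal, and $\langle e_\phi|\psi_\phi\rangle=(G^{-1/2}G)_{\phi\phi}=(G^{1/2})_{\phi\phi}$. Measure in this system, completed by an arbitrary outcome on its orthogonal complement.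

**Step 5: bound the success probability.** We need a lower bound on the diagonal of $G^{1/2}$. For $x\ge0$,
$$\sqrt x\ge1+\frac{x-1}2-\frac{(x-1)^2}2 .$$
Indeed, with $u=\sqrt x$ this is $(u^2-1)^2\ge2+(u^2-1)-2u=(u-1)^2$, which holds because $(u^2-1)^2=(u-1)^2(u+1)^2$ and $(u+1)^2\ge1$. Apply it to the eigenvalues of $G$ and take diagonal entries. Since $(G-I)_{\phi\phi}=0$ and $((G-I)^2)_{\phi\phi}=\sigma_\phi$,
$$(G^{1/2})_{\phi\phi}\ge1+\tfrac12(G-I)_{\phi\phi}-\tfrac12\big((G-I)^2\big)_{\phi\phi}=1-\tfrac12\sigma_\phi .$$
By $(8)$, $\sigma_\phi\le\pi^4/720<2$, so the right side is positive. The success probability is at least $(1-\sigma_\phi/2)^2\ge1-\sigma_\phi\ge1-\varepsilon$. This proves (a).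

## 11. Theorem 2(b): an adaptive lower bound

For unit vectors put $\angle(\psi,\psi')=\arccos|\langle\psi|\psi'\rangle|$, the Fubini–Study distance. It satisfies the triangle inequality. To see this for $a,b,c$, multiply $a$ and $c$ by phases so that $\langle a|b\rangle$ and $\langle b|c\rangle$ are real and nonnegative. The triangle inequality on the real sphere bounds the real angle between $a$ and $c$ by $\angle(a,b)+\angle(b,c)$, and $|\langle a|c\rangle|\ge\mathrm{Re}\langle a|c\rangle$ shows that $\angle(a,c)$ is no larger than this real angle.

**Step 1: one application moves two runs apart by at most $\pi\delta$.** Let $\phi,\phi'\in F$ with $\|\phi-\phi'\|=\delta=\delta(F)\le\frac12$, and run the same algorithm (with purified initial state) on both. The $\phi$-independent unitaries preserve $\angle$. For a (controlled-)application $V_\phi=e^{2\pi i\phi\Pi}$ and states $\psi,\psi'$ of the two runs,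
$$\angle(V_\phi\psi,V_{\phi'}\psi')\le\angle(V_\phi\psi,V_\phi\psi')+\angle(V_\phi\psi',V_{\phi'}\psi')=\angle(\psi,\psi')+\arccos\big|\langle\psi'|V_\phi^\dagger V_{\phi'}|\psi'\rangle\big| .$$
The last inner product is $q+(1-q)e(\phi'-\phi)$, where $1-q=\langle\psi'|\Pi|\psi'\rangle\in[0,1]$. Its squared modulus is $1-4q(1-q)\sin^2\pi\delta\ge\cos^2\pi\delta$. Since $\pi\delta\le\frac\pi2$, the increase is at most $\pi\delta$.

**Step 2: the final distance must be large.** Both runs start in the same state, so after $T$ applications $\angle\le\pi\delta T$. By $(2)$ the final overlap is at most $s$, so $\angle\ge\arccos s=\frac\pi2-\arcsin s$. Hence $T\ge\frac1\delta(\frac12-\frac1\pi\arcsin s)$, which is (b).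

## 12. Theorem 2(c) and (d): a mesh bound, extended to the whole circle

The bound on $T$ in (c) is $(5)$: the errors there tend to $0$ and so are eventually at most $\varepsilon$.

For $N$, the first idea is to apply Lemma C to the overlap polynomial $P$ of an algorithm for $F_n$. It does not apply. The clusters control $|P|$ only for $\delta\le\|\theta\|\le n\delta$, while Lemma C asks for $|S|\le\eta$ for all $\|\theta\|\ge\delta$. The control on $[\delta,n\delta]$ alone does not imply the rest. Take $L=\lfloor1/((n+1)\delta)\rfloor$ and $P(\theta)=Q(L\theta)$ with $Q$ from Lemma B for $\beta=L\delta\le\frac1{n+1}<\frac12$. If $\delta\le\theta\le n\delta$, then $L\theta\ge L\delta$ and $1-L\theta\ge L((n+1)\delta-n\delta)=L\delta$, so $|P(\theta)|\le1/\cosh(\pi L\delta M)$. Yet $P(1/L)=Q(1)=1$, although $1/L\ge(n+1)\delta$.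

The way past this is to multiply $P$ by a polynomial that is small for $\|\theta\|\ge n\delta$. By Lemma B this costs a degree of order only $1/(n\delta)$, negligible against $1/\delta$.

**Lemma D.** If a non-adaptive algorithm for $F_n$ has cost $N$ and error $\varepsilon'\le\frac12$, and $s':=s(\varepsilon')+\pi N\delta_n/n$ satisfies $0<s'<1$, then
$$N\delta_n\ge\operatorname{arccosh}(1/s')\Big(\frac{\delta_n}{\gamma(\pi\delta_n)}-\frac1{\pi n}\Big)-\delta_n.\tag{9}$$

**Proof.** Write $\delta=\delta_n$.

**Step 1: from the mesh to the interval.** By $(2)$, $|P(d_i)|\le s(\varepsilon')$ for all $i$. The $d_i$ form a mesh of step $\delta/n$ from $\delta$ to $n\delta$, so each $\theta\in[\delta,n\delta]$ is within $\delta/(2n)$ of some $d_i$. Since $|P'|\le2\pi N$, we get $|P(\theta)|\le s(\varepsilon')+\pi N\delta/n=s'$ there. The coefficients are real, so $|P(-\theta)|=|P(\theta)|$. As $P$ has period $1$, $|P(\theta)|\le s'$ whenever $\delta\le\|\theta\|\le n\delta$.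

**Step 2: from the interval to the circle.** Put $M=\lceil\operatorname{arccosh}(1/s')/(\pi n\delta)\rceil$ and take $Q$ from Lemma B with $\beta=n\delta=n^{-3}<\frac12$. For $\|\theta\|\ge n\delta$, $|Q(\theta)|\le1/\cosh(\pi n\delta M)\le s'$. Let $S=PQ$. It has frequencies in $\{0,\dots,N+M\}$ and nonnegative coefficients with sum $1$. If $\delta\le\|\theta\|\le n\delta$, then $|S|\le|P|\le s'$. If $\|\theta\|\ge n\delta$, then $|S|\le|Q|\le s'$. So $|S(\theta)|\le s'$ for all $\|\theta\|\ge\delta$.

**Step 3: apply the limitation.** Lemma C with $\beta=\delta$, $\eta=s'$, $D=N+M$ gives $N+M\ge\operatorname{arccosh}(1/s')/\gamma(\pi\delta)$. Multiply by $\delta$ and use $M\delta\le\operatorname{arccosh}(1/s')/(\pi n)+\delta$. $\square$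

**Conclusion of (c).** Take $N=N(F_n,\varepsilon)$ and $\varepsilon'=\varepsilon$. By (a), $N\delta_n$ is bounded, so $s'\to s$. Since $0<\varepsilon<\frac12$, we have $s\in(0,1)$, and Lemma D applies for large $n$. By $(7)$, $\delta_n/\gamma(\pi\delta_n)\to\frac1\pi$. So $(9)$ gives $\liminf\delta_nN(F_n,\varepsilon)\ge\frac1\pi\operatorname{arccosh}(1/s)$.

**Proof of (d).** For every $n$, $A(\varepsilon)\ge N(F_n,\varepsilon)/T(F_n,\varepsilon)=\delta_nN(F_n,\varepsilon)/(\delta_nT(F_n,\varepsilon))$. Letting $n\to\infty$, (c) gives $A(\varepsilon)\ge\frac2\pi\operatorname{arccosh}(1/s)$. The upper bound is (a) divided by (b), in which $\delta(F)$ cancels; the denominator is positive because $s<1$.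

Now let $\varepsilon\to0$. From $\operatorname{arccosh}x\ge\ln x$ for $x\ge1$ and $s\le2\sqrt\varepsilon$,
$$\frac2\pi\operatorname{arccosh}\frac1s\ge\frac2\pi\ln\frac1s\ge\frac1\pi\ln\frac1{4\varepsilon}=\frac1\pi\ln\frac1\varepsilon-\frac{\ln4}\pi .$$
For the upper bound put $a=\frac1\pi\arcsin s=O(\sqrt\varepsilon)$. For $a\le\frac14$ we have $\frac1{1-2a}\le1+4a$, so
$$\frac{\frac1{2\pi}\ln\frac1\varepsilon+\frac52}{\frac12-a}\le\Big(\frac1\pi\ln\frac1\varepsilon+5\Big)(1+4a)=\frac1\pi\ln\frac1\varepsilon+O(1),$$
because $a\ln\frac1\varepsilon\to0$. This proves Theorem 2. $\blacksquare$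

## 13. Theorem 3: what a constant factor buys

**Proof of (a).** The plan is to fix the budget $CT_n'$ and solve the bound of Theorem 2(a) for the error. Write $\delta=\delta(F_n')$.

**Step 1: the budget is at least about $C/(2\delta)$.** An algorithm with error $\varepsilon_n$ also has error $\max(\varepsilon_n,\frac1n)$, which tends to $0$ and lies in $(0,\frac12)$ for large $n$. Theorem 2(b) at this error level gives $T_n'\delta\ge\frac12-o(1)$.

**Step 2: choose the error.** For $C>5$ put
$$\varepsilon_n'=\exp\Big(-2\pi\big(CT_n'\delta-\tfrac52\big)\Big)>0 .$$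
By Step 1, $CT_n'\delta-\frac52\ge\frac{C-5}2-o(1)$, so $\limsup\varepsilon_n'\le e^{-\pi(C-5)}<1$. In particular $\varepsilon_n'<1$ for all but finitely many $n$. For those finitely many $n$ use the algorithm that makes no application and outputs a fixed element of $F_n'$.

**Step 3: run the construction.** The proof in Section 10 works for every error in $(0,1)$. Applied with $\varepsilon_n'$, it gives a non-adaptive algorithm with error at most $\varepsilon_n'$ and cost at most
$$\frac1\delta\Big(\frac1{2\pi}\ln\frac1{\varepsilon_n'}+\frac52\Big)=CT_n' .$$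
With $\omega_n\to\infty$ in place of $C$, the same choice has $\omega_nT_n'\delta-\frac52\to\infty$ by Step 1, so the errors tend to $0$ at cost at most $\omega_nT_n'$.

**Proof of (b).** Let non-adaptive algorithms for $F_n$ have cost $N_n\le CT_n$ and errors $\varepsilon_n'$. Pass to a subsequence along which $\varepsilon_n'$ converges to its $\liminf$, say $\varepsilon^*$.

**Step 1: prepare Lemma D.** If $\varepsilon^*\ge\frac12$ there is nothing to prove, since $\frac14\operatorname{sech}^2\le\frac14$. Otherwise $\varepsilon_n'<\frac12$ eventually. If $N_n=0$, add one idle application acting on $|0\rangle$, so that $N_n\ge1$. Since $\delta_n\to0$, this does not affect the consequence of $(5)$ that $\limsup N_n\delta_n\le C/2$. Put $s_n'=s(\varepsilon_n')+\pi N_n\delta_n/n$. Then $s_n'>0$ and $s_n'\to s(\varepsilon^*)<1$, so $(9)$ holds for large $n$.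

**Step 2: let $n\to\infty$ in $(9)$.** The bracket in $(9)$ tends to $\frac1\pi$. If $s(\varepsilon^*)=0$, the right side tends to $\infty$ while the left side is bounded, a contradiction. So $s(\varepsilon^*)>0$, and the limit gives
$$\frac C2\ge\frac1\pi\operatorname{arccosh}\frac1{s(\varepsilon^*)},\qquad\text{i.e.}\qquad4\varepsilon^*(1-\varepsilon^*)=s(\varepsilon^*)^2\ge\operatorname{sech}^2\Big(\frac{\pi C}2\Big).$$
Since $\varepsilon^*\ge\varepsilon^*(1-\varepsilon^*)$ and $\cosh x\le e^x$ for $x\ge0$,
$$\varepsilon^*\ge\tfrac14\operatorname{sech}^2(\pi C/2)\ge\tfrac14e^{-\pi C}.\qquad\blacksquare$$
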